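\title{The maximal fluctuation of the counting function of the tacnode process}

\begin{abstract}
Let $N(x)$ be the number of points of the tacnode process in $(-x,x)$ and let $\mu(x)$ be its mean. It is known that, with probability tending to one as $r\to\infty$, $|N(x)-\mu(x)|\le(\frac{3\sqrt2}{2\pi}+\varepsilon)\log x$ for all $x>r$. We prove the matching lower bound, so that the constant $\frac{3\sqrt2}{2\pi}$ is optimal, and we find the leading order of the maximum and of the minimum of $N-\mu$ on every window $[r,r+r^{1-\alpha}]$ with $0<\alpha<\frac32$. On such a window and its mirror image, the tacnode kernel equals a direct sum of two CUE kernels up to a small error in trace norm. The Borodin--Okounkov--Geronimo--Case formula then gives Gaussian exponential moments for smoothed counting functions, and a truncated second moment argument gives the lower bound.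
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection{The counting function of the tacnode process}

A point process $\{x_i\}$ on $\mathbb R$ is \emph{determinantal} with kernel $K$ if for every $p\ge1$ and every measurable $F\ge0$ on $\mathbb R^p$
\begin{equation}\label{eq:dpp}
\mathbb E\sum_{i_1,\dots,i_p\ \mathrm{distinct}}F(x_{i_1},\dots,x_{i_p})=\int_{\mathbb R^p}F(y_1,\dots,y_p)\det\big(K(y_i,y_j)\big)_{i,j=1}^p\,dy .
\end{equation}
In particular $K(y,y)$ is the mean density of points, and the kernel $g(x)K(x,y)g(y)^{-1}$ with $g$ nowhere zero defines the same process as $K$.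

The tacnode process is the universal determinantal process that describes the local statistics of non-intersecting Brownian motions at a tacnode, where two groups of paths touch. It was introduced by Delvaux, Kuijlaars and Zhang \cite{DKZ}, by Adler, Ferrari and van Moerbeke, and by Johansson, and it also appears in random tiling models. Its kernel $K^{\mathrm{tac}}$ depends on parameters $r_1,r_2>0$, $s_1,s_2\in\mathbb R$ and $\tau\in\mathbb R$, in the normalization of \cite{DKZ}. They are fixed throughout, and the definition of $K^{\mathrm{tac}}$ is recalled in Section~\ref{sec:kernel}. For $x>0$ let $N(x)$ be the number of points in $(-x,x)$, and put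
\[
\mu(x)=\mathbb E N(x),\qquad D(x)=N(x)-\mu(x),\qquad C_*=\frac{3\sqrt2}{2\pi}.
\]
The size of $D$ measures how rigid the configuration is: if $|D|\le h$ everywhere, then the $k$-th smallest of the numbers $|x_i|$ lies where $\mu$ is within $h$ of $k$. Two facts are known, and we use them without proof. First,
\begin{equation}\label{eq:var}
\operatorname{Var}N(x)=\frac{3}{2\pi^2}\log x+O(1),\qquad x\to+\infty .
\end{equation}
Second, for every $\varepsilon>0$,
\begin{equation}\label{eq:upper}
\lim_{r\to\infty}\mathbb P\Big(\sup_{x>r}\frac{|D(x)|}{\log x}\le C_*+\varepsilon\Big)=1 .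
\end{equation}
At a fixed $x$ the fluctuation is of order $\sqrt{\log x}$, while \eqref{eq:upper} allows fluctuations of order $\log x$ at exceptional places. The question, posed in \cite{Xu}, is whether the constant $C_*$ in \eqref{eq:upper} is optimal: is it true for every $\varepsilon>0$ that $\sup_{x>r}|D(x)|/\log x\ge C_*-\varepsilon$ with probability tending to $1$ as $r\to\infty$?

\subsection{Which constant to expect}

We shall see that the density of points at $\pm x$ is of order $x^{1/2}$. So $D$ changes on the scale $x^{-1/2}$, and over $[r,2r]$ it takes about $r^{3/2}$ essentially different values. The maximum of $n$ independent centered Gaussian variables of variance $\sigma^2$ is close to $\sqrt{2\sigma^2\log n}$. With $n=r^{3/2}$ and the variance \eqref{eq:var} this is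
\[
\sqrt{2\cdot\tfrac{3}{2\pi^2}\log r\cdot\tfrac32\log r}=C_*\log r .
\]
A union bound does not see correlations, so this count explains an upper bound. A lower bound depends on the correlations: $n$ identical variables have a maximum of order $\sigma$ only. The estimates of this paper say, roughly, that $D$ is Gaussian with
\[
\operatorname{Cov}(D(x),D(y))\approx\frac1{\pi^2}\log\frac{r}{|x-y|},\qquad x,y\in[r,2r],\quad |x-y|\ge r^{-1/2},
\]
each half-line contributing one half; at $|x-y|=r^{-1/2}$ this reproduces \eqref{eq:var}. Now look at a window of length $r^{1-\alpha}$, and put $\beta=\frac32-\alpha$. The window contains about $r^{\beta}$ points. Of the total variance, the part $\frac{\alpha}{\pi^2}\log r$ is shared by the whole window and shifts $D$ by about $\sqrt{\log r}$ only. The remaining part $\frac\beta{\pi^2}\log r$ varies across the window, and one expects the maximum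
\[
\sqrt{2\cdot\tfrac\beta{\pi^2}\log r\cdot\beta\log r}=\tfrac{\sqrt2}{\pi}\beta\log r .
\]
This is strictly smaller than the value $\frac{\sqrt{3\beta}}\pi\log r$ given by $r^\beta$ independent variables with the full variance, so correlations do lower the constant on short windows. As $\alpha\downarrow0$ both values tend to $C_*\log r$, and the natural guess is that $C_*$ is optimal.

\subsection{Results}

Maxima and minima below mean suprema and infima. Since $N$ is left-continuous and $\mu$ is continuous on $(0,\infty)$, they can be taken over countable sets and are measurable.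

\begin{theorem}\label{thm:main}
For every $\varepsilon>0$,
\[
\lim_{r\to\infty}\mathbb P\Big(\sup_{x>r}\frac{|D(x)|}{\log x}\ge C_*-\varepsilon\Big)=1 .
\]
This probability in fact equals $1$ for every $r>1$.
\end{theorem}

\begin{theorem}\label{thm:strong}
\begin{itemize}
\item[(i)] For every $\alpha\in(0,\frac32)$, as $r\to\infty$, in probability,
\[
\frac1{\log r}\max_{r\le x\le r+r^{1-\alpha}}D(x)\to\frac{\sqrt2}{\pi}\Big(\frac32-\alpha\Big),\qquad
\frac1{\log r}\min_{r\le x\le r+r^{1-\alpha}}D(x)\to-\frac{\sqrt2}{\pi}\Big(\frac32-\alpha\Big).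
\]
\item[(ii)] For every $b>1$, as $r\to\infty$, in probability, $\frac1{\log r}\max_{[r,br]}D\to C_*$ and $\frac1{\log r}\min_{[r,br]}D\to-C_*$.
\item[(iii)] Almost surely, $\limsup_{x\to\infty}\frac{D(x)}{\log x}=C_*$ and $\liminf_{x\to\infty}\frac{D(x)}{\log x}=-C_*$.
\end{itemize}
\end{theorem}

Of the two quoted facts, Theorem~\ref{thm:main} and part (i) use only the bound $\operatorname{Var}N(x)=O(\log x)$. The upper bound \eqref{eq:upper} is used only for (ii) and (iii).

The probabilistic idea is shown on a Gaussian tree in Section~\ref{sec:model}; it needs only exponential moments of at most three variables at a time. Sections~\ref{sec:kernel}--\ref{sec:moments} supply these moments for the tacnode process: the kernel is made explicit for large arguments, compared with two CUE kernels, and reduced to Toeplitz determinants. Section~\ref{sec:lower} proves the lower bound and Theorem~\ref{thm:main}, and Section~\ref{sec:upper} completes Theorem~\ref{thm:strong}.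

The letters $r,s,t$ without index are variables, unrelated to the parameters $r_j,s_j$. Constants $C$ and those implied in $O(\cdot)$ may depend on the parameters of the kernel and on the fixed data $\alpha$, $\delta$, $\rho$ introduced below. Any other dependence is indicated.

\section{The method on a Gaussian tree}\label{sec:model}

Attach independent centered Gaussian variables of variance $\sigma^2=\log2$ to the edges of the binary tree of depth $d$. For a leaf $v$ and $0\le k\le d$ let $Y^{(k)}(v)$ be the sum of the first $k$ variables on the path from the root to $v$. If the paths to $v$ and $v'$ share exactly $v\wedge v'$ edges, then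
\begin{equation}\label{eq:treecov}
\operatorname{Cov}\big(Y^{(k)}(v),Y^{(l)}(v')\big)=\sigma^2\min\{v\wedge v',k,l\}.
\end{equation}
With $2^{-v\wedge v'}$ as the distance between leaves, $\sigma^2(v\wedge v')$ is the logarithm of the inverse distance, so $Y^{(d)}$ has logarithmic correlations and $Y^{(k)}$ is its version at resolution $2^{-k}$. The union bound gives $\mathbb P(\max_vY^{(d)}(v)\ge c\sigma^2d)\le2^de^{-c^2\sigma^2d/2}=2^{(1-c^2/2)d}$, which tends to $0$ for $c>\sqrt2$. We want a leaf with $Y^{(d)}(v)\approx\gamma\sigma^2d$ for any given $\gamma<\sqrt2$.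

The weight $V(v)=e^{\gamma Y^{(d)}(v)-\gamma^2\sigma^2d/2}$ has mean one, and under the measure $V(v)\,\mathbb P$ each variable on the path to $v$ has mean $\gamma\sigma^2$. Hence $V(v)$ gives almost all of its mean to the event that $Y^{(d)}(v)$ is close to $\gamma\sigma^2d$. Let $\mathcal G(v)$ be an event contained in $\{Y^{(d)}(v)\ge(\gamma-\kappa)\sigma^2d\}$, with $\kappa>0$ small, and let $Z=2^{-d}\sum_vV(v)1_{\mathcal G(v)}$. On $\{Z>0\}$ there is a high leaf, and the Cauchy--Schwarz inequality gives $\mathbb P(Z>0)\ge(\mathbb EZ)^2/\mathbb EZ^2$.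

A fraction $2^{-k-1}$ of the pairs of leaves has $v\wedge v'=k$ for $k<d$, and a fraction $2^{-d}$ has $v=v'$. For such a pair, $V(v)V(v')$ is $e^{2\gamma Y^{(k)}(v)-\gamma^2\sigma^2k}$ times two independent factors of mean one (both equal to $1$ if $k=d$). So $\mathbb E[V(v)V(v')]=e^{\gamma^2\sigma^2k}=2^{\gamma^2k}$, and dropping the indicators gives
\[
\mathbb EZ^2\le\sum_{k<d}2^{(\gamma^2-1)k-1}+2^{(\gamma^2-1)d},
\]
which is bounded in $d$ only for $\gamma<1$. The loss has a visible cause. Under $V(v)V(v')\,\mathbb P$ the shared variables have mean $2\gamma\sigma^2$, twice what they have under $V(v)\,\mathbb P$, so the second moment is carried by configurations that do not matter for the first. We exclude them by requiring in $\mathcal G(v)$ also that $Y^{(k)}(v)\le(\gamma+\kappa)\sigma^2k$ for all $k\ge k_1$. For large $k_1$ this changes $\mathbb EZ$ very little. For a pair with $v\wedge v'=k\ge k_1$ we bound the indicator by $e^{\gamma[(\gamma+\kappa)\sigma^2k-Y^{(k)}(v)]}$ and find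
\[
\mathbb E\big[V(v)V(v')1_{\mathcal G(v)}\big]\le e^{\gamma(\gamma+\kappa)\sigma^2k-\gamma^2\sigma^2k}\,\mathbb Ee^{\gamma Y^{(k)}(v)}=2^{(\gamma^2/2+\gamma\kappa)k}.
\]
This is summable against $2^{-k}$ when $\frac{\gamma^2}2+\gamma\kappa<1$, which can be arranged for every $\gamma<\sqrt2$.

So far $\mathbb EZ$ is close to $1$ and $\mathbb EZ^2\le C_1$, which gives a positive probability and no more. To reach a probability close to $1$, take $m$ independent trees and add their variables $Z_1,\dots,Z_m$. The sum has mean $m\,\mathbb EZ_1$ and second moment at most $mC_1+m^2(\mathbb EZ_1)^2$, and the ratio in the Cauchy--Schwarz bound tends to $1$ as $m\to\infty$.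

For the tacnode process, the leaves become points of a window, $Y^{(k)}$ becomes the counting function smoothed at scale $e^{-k}$, and the $m$ trees become $m$ disjoint blocks of the window. Neither exact Gaussianity nor independence is available. What is needed is that joint exponential moments of at most three smoothed counting functions are Gaussian up to a factor $1+o(1)$, with covariances as in \eqref{eq:treecov} up to $O(1)$.

\section{The kernel for large arguments}\label{sec:kernel}

\subsection{The Riemann--Hilbert problem}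

The kernel is defined through the unique solution $M$ of the tacnode Riemann--Hilbert problem of \cite{DKZ}; for the version with the parameter $\tau$ see \cite{DG,Del}. Fix $0<\varphi_1<\varphi_2<\pi/3$. Let $\Gamma_0=\mathbb R_+$ and $\Gamma_5=\mathbb R_-$, let $\Gamma_1,\dots,\Gamma_4$ be the rays with arguments $\varphi_1,\varphi_2,\pi-\varphi_2,\pi-\varphi_1$, and let $\Gamma_{5+k}=-\Gamma_k$; all rays are oriented outward (Figure~\ref{fig:rays}). The $4\times4$ matrix $M(\zeta)$ is analytic off the rays, has $\det M\equiv1$, and has continuous boundary values with $M_+=M_-J_k$ on $\Gamma_k$, the $+$ side being on the left. We record the conditions that we use; $J_6,\dots,J_9$ are not needed. Let $E_{ij}$ be the matrix units, and let the subscripts $\mathrm{up}$ and $\mathrm{low}$ denote boundary values on $\mathbb R$ from the upper and lower half plane.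
\begin{itemize}
\item[(a)] $J_1=I+E_{31}$, $J_2=I-E_{21}+E_{34}$, $J_3=I+E_{12}-E_{43}$, $J_4=I-E_{42}$.
\item[(b)] On $\mathbb R_+$, $M_{\mathrm{up}}=M_{\mathrm{low}}J$, where $J$ acts as $\begin{pmatrix}0&1\\-1&0\end{pmatrix}$ on the indices $(1,3)$ and as the identity on $(2,4)$. On $\mathbb R_-$ the same holds with $(1,3)$ and $(2,4)$ exchanged.
\item[(c)] As $\zeta\to\infty$, uniformly in all directions and including boundary values, $M=\Phi\,\mathcal B\mathcal Ae^{\Theta}$ with $\Phi(\zeta)=I+O(1/\zeta)$. Here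
\begin{align*}
\mathcal B&=\operatorname{diag}\big((-\zeta)^{-1/4},\zeta^{-1/4},(-\zeta)^{1/4},\zeta^{1/4}\big),\\
e^\Theta&=\operatorname{diag}\big(e^{-\lambda_1+\tau\zeta},e^{-\lambda_2-\tau\zeta},e^{\lambda_1+\tau\zeta},e^{\lambda_2-\tau\zeta}\big),\\
\lambda_1&=\tfrac23r_1(-\zeta)^{3/2}+2s_1(-\zeta)^{1/2},\qquad\lambda_2=\tfrac23r_2\zeta^{3/2}+2s_2\zeta^{1/2},
\end{align*}
with principal branches, and the constant matrix $\mathcal A$ acts as $\frac1{\sqrt2}\begin{pmatrix}1&-i\\-i&1\end{pmatrix}$ on $(1,3)$ and as $\frac1{\sqrt2}\begin{pmatrix}1&i\\i&1\end{pmatrix}$ on $(2,4)$.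
\end{itemize}
With $\widehat M$ the analytic continuation of $M$ from the sector around $i\mathbb R_+$,
\begin{equation}\label{eq:Kdef}
K^{\mathrm{tac}}(x,y)=\frac{1}{2\pi i(x-y)}\,(0,0,1,1)\,\widehat M(y)^{-1}\widehat M(x)\,(1,1,0,0)^T .
\end{equation}

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.95]
\foreach \ang/\lab in {0/0,25/1,55/2,125/3,155/4,180/5,205/6,235/7,305/8,335/9}{
\draw[->] (0,0) -- (\ang:1.4);
\draw (\ang:1.4) -- (\ang:2.3);
\node at (\ang:2.6) {$\Gamma_{\lab}$};}
\node at (90:1.7) {$\widehat M=M$};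
\node[anchor=west] at (12.5:2.4) {$\widehat M=MJ_1J_2$};
\node[anchor=east] at (167.5:2.4) {$\widehat M=MJ_4^{-1}J_3^{-1}$};
\end{tikzpicture}
\caption{The ten rays of the tacnode Riemann--Hilbert problem, oriented outward. The matrix $\widehat M$ equals $M$ between $\Gamma_2$ and $\Gamma_3$; its continuation to the two sectors that border the real axis from above is $M$ times the constant matrices shown.}\label{fig:rays}
\end{figure}

\subsection{Explicit form on the real axis}

The matrix $e^\Theta$ contains exponentially large and small entries on both half-lines. The first step is to see that the kernel picks out only the oscillating ones. Crossing $\Gamma_k$ counterclockwise multiplies $M$ by $J_k$ on the right, so $\widehat M=M_{\mathrm{up}}J_1J_2$ on $\mathbb R_+$ and $\widehat M=M_{\mathrm{up}}J_4^{-1}J_3^{-1}$ on $\mathbb R_-$. The inverse of each $J_k$ in (a) is obtained by changing the signs of the off-diagonal entries, and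
\begin{align*}
J_1J_2(1,1,0,0)^T&=J_1(1,0,0,0)^T=(1,0,1,0)^T,\\
(0,0,1,1)J_2^{-1}J_1^{-1}&=(0,0,1,0)J_1^{-1}=(-1,0,1,0),\\
J_4^{-1}J_3^{-1}(1,1,0,0)^T&=J_4^{-1}(0,1,0,0)^T=(0,1,0,1)^T,\\
(0,0,1,1)J_3J_4&=(0,0,0,1)J_4=(0,-1,0,1).
\end{align*}
Thus $K^{\mathrm{tac}}(x,y)=\frac{G(y)F(x)}{2\pi i(x-y)}$, where $F=M_{\mathrm{up}}(1,0,1,0)^T$ and $G=(-1,0,1,0)M_{\mathrm{up}}^{-1}$ on $\mathbb R_+$, while $F=M_{\mathrm{up}}(0,1,0,1)^T$ and $G=(0,-1,0,1)M_{\mathrm{up}}^{-1}$ on $\mathbb R_-$. Only the block $(1,3)$ enters on $\mathbb R_+$, where $\lambda_1$ is imaginary, and only the block $(2,4)$ enters on $\mathbb R_-$, where $\lambda_2$ is imaginary. For $x>0$ and $j=1,2$ put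
\[
\psi_j(x)=\tfrac23r_jx^{3/2}-2s_jx^{1/2},\qquad c_j=\cos\big(\psi_j-\tfrac\pi4\big),\qquad\sigma_j=\sin\big(\psi_j-\tfrac\pi4\big),
\]
and define column vectors $\mathbf f$ and row vectors $\mathbf g$ on $\mathbb R\setminus\{0\}$ by
\begin{align*}
\mathbf f(x)&=\big(x^{-1/4}c_1(x),\,0,\,ix^{1/4}\sigma_1(x),\,0\big)^T,&
\mathbf g(x)&=\big(-ix^{1/4}\sigma_1(x),\,0,\,x^{-1/4}c_1(x),\,0\big),\\
\mathbf f(-x)&=\big(0,\,x^{-1/4}c_2(x),\,0,\,-ix^{1/4}\sigma_2(x)\big)^T,&
\mathbf g(-x)&=\big(0,\,ix^{1/4}\sigma_2(x),\,0,\,x^{-1/4}c_2(x)\big).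
\end{align*}
We work with $\widetilde K(x,y)=e^{-\tau|x|}K^{\mathrm{tac}}(x,y)e^{\tau|y|}$, which defines the same process.

\begin{lemma}\label{lem:explicit}
The matrix $\Phi$ is analytic in the sectors $|\arg(\pm\zeta)|<\varphi_1$, and as $x\to\pm\infty$
\begin{equation}\label{eq:Phi}
\Phi(x)^{\pm1}=I+O(|x|^{-1}),\qquad\frac{d^k}{dx^k}\Phi(x)^{\pm1}=O(|x|^{-1-k}),\quad k\ge1 .
\end{equation}
For $x,y\in\mathbb R\setminus\{0\}$,
\begin{equation}\label{eq:Kexplicit}
\widetilde K(x,y)=\frac{\mathbf g(y)\Phi(y)^{-1}\Phi(x)\mathbf f(x)}{\pi i(x-y)},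
\end{equation}
and $\widetilde K$ is smooth on $(\mathbb R\setminus\{0\})^2$, the diagonal included.
\end{lemma}

\begin{proof}
\emph{Analyticity.} It suffices to show that $\mathcal B\mathcal Ae^\Theta$ has the jumps (b); then $\Phi=M(\mathcal B\mathcal Ae^\Theta)^{-1}$ is continuous across $\mathbb R_\pm$, hence analytic there by Morera's theorem. On the upper side of $\mathbb R_+$ we have $-\zeta=xe^{-i\pi}$, so $\lambda_1=i\psi_1(x)$ and $(-\zeta)^{\mp1/4}=x^{\mp1/4}e^{\pm i\pi/4}$; on the lower side these are replaced by their complex conjugates. The block $(2,4)$ has no jump on $\mathbb R_+$. With $\lambda=\lambda_{1,\mathrm{up}}=-\lambda_{1,\mathrm{low}}$, the block $(1,3)$ of $(\mathcal B\mathcal Ae^\Theta)_{\mathrm{low}}^{-1}(\mathcal B\mathcal Ae^\Theta)_{\mathrm{up}}$ is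
\[
\begin{pmatrix}e^{-\lambda}&0\\0&e^{\lambda}\end{pmatrix}
\frac12\begin{pmatrix}1&i\\i&1\end{pmatrix}\begin{pmatrix}i&0\\0&-i\end{pmatrix}\begin{pmatrix}1&-i\\-i&1\end{pmatrix}
\begin{pmatrix}e^{-\lambda}&0\\0&e^{\lambda}\end{pmatrix}=\begin{pmatrix}0&1\\-1&0\end{pmatrix},
\]
since the three middle matrices with the factor $\frac12$ multiply to the right-hand side, and the outer factors cancel on the antidiagonal. On the upper side of $\mathbb R_-$, at $\zeta=ue^{i\pi}$, we have $\lambda_2=-i\psi_2(u)$ and $\zeta^{\mp1/4}=u^{\mp1/4}e^{\mp i\pi/4}$. The block $(1,3)$ has no jump, and the block $(2,4)$ is given by the last display with $\lambda=\lambda_{2,\mathrm{up}}$ and the three middle matrices replaced by their complex conjugates; their product is real, so the result is the same. Both $\Phi$ and $\Phi^{-1}$ are $I+O(1/\zeta)$ in the two sectors, and Cauchy's estimates on discs of center $x$ and radius $\frac12|x|\sin\varphi_1$ give \eqref{eq:Phi}.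

\emph{The formula.} We use
\begin{equation}\label{eq:trig}
e^{-i\psi}-ie^{i\psi}=2e^{-i\pi/4}\cos\big(\psi-\tfrac\pi4\big),\qquad e^{i\psi}-ie^{-i\psi}=2ie^{i\pi/4}\sin\big(\psi-\tfrac\pi4\big).
\end{equation}
For $x>0$, in the components $(1,3)$ and with $\psi=\psi_1(x)$,
\[
\mathcal Ae^\Theta\binom11=\frac{e^{\tau x}}{\sqrt2}\binom{e^{-i\psi}-ie^{i\psi}}{e^{i\psi}-ie^{-i\psi}},\qquad
(-1,1)e^{-\Theta}\mathcal A^{-1}=\frac{e^{-\tau x}}{\sqrt2}\big({-e^{i\psi}}+ie^{-i\psi},\ e^{-i\psi}-ie^{i\psi}\big).
\]
The phases $e^{\pm i\pi/4}$ in \eqref{eq:trig} cancel against those of $\mathcal B=\operatorname{diag}(x^{-1/4}e^{i\pi/4},x^{1/4}e^{-i\pi/4})$ and of $\mathcal B^{-1}$, which leaves $F(x)=\sqrt2e^{\tau x}\Phi(x)\mathbf f(x)$ and $G(x)=\sqrt2e^{-\tau x}\mathbf g(x)\Phi(x)^{-1}$. At $-u<0$, in the components $(2,4)$ and with $\psi=\psi_2(u)$,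
\[
\mathcal Ae^\Theta\binom11=\frac{e^{\tau u}}{\sqrt2}\binom{e^{i\psi}+ie^{-i\psi}}{e^{-i\psi}+ie^{i\psi}},\qquad
(-1,1)e^{-\Theta}\mathcal A^{-1}=\frac{e^{-\tau u}}{\sqrt2}\big({-e^{-i\psi}}-ie^{i\psi},\ e^{i\psi}+ie^{-i\psi}\big).
\]
These vectors and $\mathcal B=\operatorname{diag}(u^{-1/4}e^{-i\pi/4},u^{1/4}e^{i\pi/4})$ are, apart from the real exponentials, the complex conjugates of the previous ones, so $F(-u)=\sqrt2e^{\tau u}\Phi(-u)\mathbf f(-u)$ and $G(-u)=\sqrt2e^{-\tau u}\mathbf g(-u)\Phi(-u)^{-1}$. This gives \eqref{eq:Kexplicit}. Finally $F$ and $G$ are smooth on $\mathbb R\setminus\{0\}$ and $G(y)F(y)=0$ by \eqref{eq:Kdef}, so for $x,y$ of the same sign $\frac{G(y)F(x)}{x-y}=G(y)\int_0^1F'(y+v(x-y))\,dv$ is smooth.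
\end{proof}

If $\Phi$ is replaced by $I$ in \eqref{eq:Kexplicit}, the two half-lines decouple, because $\mathbf g(y)\mathbf f(x)=0$ for $xy<0$, and on each half-line the kernel is close to $\sin(\psi_j(|x|)-\psi_j(|y|))/(\pi(|x|-|y|))$. The next section makes this quantitative.

\section{Two CUE kernels on a window}\label{sec:window}

\subsection{The comparison operator}

Fix $\alpha\in(0,\frac32)$ and put
\[
\beta=\tfrac32-\alpha,\qquad L=r^{1-\alpha},\qquad n=\lceil r^{3/2}\rceil,\qquad W=\{x:\ r-2L\le|x|\le r+2L\},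
\]
with $r$ so large that $W\subset\{r/2\le|x|\le2r\}$. Writing $|x|=r+Ls$ with $s\in[-2,2]$ identifies $L^2(W)$ with $L^2(-2,2)\oplus L^2(-2,2)$, the first summand for $x>0$. In these \emph{$s$-variables} a kernel $k(x,y)$ becomes $L\,k(x,y)$.

We compare the process with a model that has exact formulas. The eigenangles of a Haar distributed $n\times n$ unitary matrix (CUE) form the determinantal process on the circle with kernel
\[
C_n(\theta,\theta')=\frac{\sin(n(\theta-\theta')/2)}{2\pi\sin((\theta-\theta')/2)}=e^{-i(n-1)\theta/2}\,P_n(\theta,\theta')\,e^{i(n-1)\theta'/2},\qquad P_n(\theta,\theta')=\frac1{2\pi}\sum_{k=0}^{n-1}e^{ik(\theta-\theta')},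
\]
and $P_n$ is the orthogonal projection of $L^2(-\pi,\pi)$ onto the span of $e^{ik\theta}$, $0\le k<n$. The phase $\psi_j$ changes by about $r^\beta$ over the window, and its nonlinear part is about $r^{\beta-\alpha}$, which may be large; so the phase cannot be linearized. We match it exactly by the change of variables
\[
\chi_j(s)=\frac2n\big(\psi_j(r+Ls)-\psi_j(r)\big)=r^{-\alpha}\xi_j(s),\qquad\xi_j'(s)=\frac{2r}n\psi_j'(r+Ls).
\]
Since $\psi_j'(x)=r_jx^{1/2}-s_jx^{-1/2}$ and $\psi_j^{(k)}(x)=O(x^{3/2-k})$, we have $\xi_j^{(k)}=O((L/r)^{k-1})$, and therefore, uniformly on $[-2,2]$,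
\begin{equation}\label{eq:xi}
\xi_j'(0)\to2r_j>0,\qquad\xi_j'(s)=\xi_j'(0)+O(r^{-\alpha}),\qquad\xi_j^{(k)}(s)=O(r^{-\alpha})\quad(k\ge2).
\end{equation}
This is where $r_j>0$ enters: $\chi_j$ is a diffeomorphism onto an arc of length of order $r^{-\alpha}$, with $\xi_j'$ bounded above and below. Let
\[
T=T_1\oplus T_2,\qquad T_j(s,t)=\sqrt{\chi_j'(s)\chi_j'(t)}\;C_n(\chi_j(s),\chi_j(t)).
\]
The substitution $\theta=\chi_j(s)$ followed by multiplication with $e^{i(n-1)\theta/2}$ is a unitary map that commutes with multiplication operators and carries $T_j$ to the compression of $P_n$ to the arc. So $T$ has finite rank and $0\le T\le1$. As a process, $T$ describes two independent copies of CUE, each seen through a short arc.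

\subsection{Trace norms}

We write $\|\cdot\|$, $\|\cdot\|_2$, $\|\cdot\|_1$ for the operator, Hilbert--Schmidt and trace norms of operators. Recall that $\|A\|_2$ is the $L^2$ norm of the kernel, that $\|AB\|_1\le\|A\|_2\|B\|_2$, and that $\|AB\|_1$ and $\|BA\|_1$ are at most $\|A\|\|B\|_1$. For trace class $A,B$, the Fredholm determinant is continuous in trace norm, $\det((1+A)(1+B))=\det(1+A)\det(1+B)$ and $|\det(1+A)-1|\le e^{\|A\|_1}-1$; also $\det(1+AB)=\det(1+BA)$ when one factor is trace class and the other is bounded. The trace norm is the one that controls determinants, and one derivative of a kernel suffices to bound it.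

\begin{lemma}\label{lem:trace}
Let $a$ be $C^1$ on $[-2,2]^2$ and let $u,v$ be measurable with $|u|,|v|\le1$. The operator with kernel $u(s)a(s,t)v(t)$ has trace norm at most $4\sup|a|+12\sup|\partial_ta|$.
\end{lemma}

\begin{proof}
Multiplication by $u$ or $v$ has norm at most $1$, so take $u=v=1$. Write $a(s,t)=a(s,-2)+\int_{-2}^2\partial_2a(s,z)1_{z<t}\,dz$. The first term has rank one and norm at most $4\sup|a|$. The second is a product of two operators with Hilbert--Schmidt norms at most $4\sup|\partial_ta|$ and $\sqrt8\le3$.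
\end{proof}

The factors $u,v$ are there to absorb $c_j$ and $\sigma_j$, whose derivatives in the $s$-variables are as large as $r^\beta$. Call a kernel on a product of two components of $W$ a \emph{term of order $p$} if it has the form $u(x)a(x,y)v(y)$ with $|u|,|v|\le1$, $a=O(r^{-p})$ and $\partial_ya=O(r^{-p-1})$. In the $s$-variables the amplitude $La$ is $O(Lr^{-p})$ and its $t$-derivative is $O(L^2r^{-p-1})=O(Lr^{-p})$, because $L\le r$. So for $p\ge1$ such a term has trace norm $O(L/r)=O(r^{-\alpha})$, and its kernel in the $s$-variables is $O(r^{-\alpha})$ pointwise.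

\begin{proposition}\label{prop:window}
In the $s$-variables, $\widetilde K=T+\mathcal E$ on $L^2(W)$, where $\|\mathcal E\|_1=O(r^{-\alpha})$ and the kernel of $\mathcal E$ is $O(r^{-\alpha})$ pointwise. In particular, for $x\in W$,
\begin{equation}\label{eq:density}
K^{\mathrm{tac}}(x,x)=\frac1\pi\psi_j'(|x|)+O(r^{-1})=O(r^{1/2}),
\end{equation}
with $j=1$ for $x>0$ and $j=2$ for $x<0$.
\end{proposition}

\begin{proof}
\emph{Points of opposite sign.} Let $xy<0$. Since $\mathbf g(y)\mathbf f(x)=0$, we may replace $\Phi(y)^{-1}\Phi(x)$ in \eqref{eq:Kexplicit} by $\Phi(y)^{-1}\Phi(x)-I$, which by \eqref{eq:Phi} is $O(r^{-1})$ with $y$-derivative $O(r^{-2})$. Also $|x-y|\ge r$. Multiplying out, $\widetilde K$ is a sum of four products of a trigonometric function of $x$, a trigonometric function of $y$, and an amplitude $|x|^{\pm1/4}|y|^{\pm1/4}[\Phi(y)^{-1}\Phi(x)-I]_{kl}/(x-y)$ up to a constant. The amplitude is $O(r^{1/2-1-1})$ and its $y$-derivative is $O(r^{-5/2})$, so these are terms of order $\frac32$.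

\emph{Points of the same sign: removing $\Phi$.} Write $\Phi(y)^{-1}\Phi(x)=I+(x-y)R(x,y)$ with $R=\Phi(y)^{-1}\int_0^1\Phi'(y+v(x-y))\,dv$. By \eqref{eq:Phi}, $R=O(r^{-2})$ and $\partial_yR=O(r^{-3})$. The contribution $\frac1{\pi i}\mathbf g(y)R\,\mathbf f(x)$ has amplitudes $|x|^{\pm1/4}|y|^{\pm1/4}R_{kl}$, which are $O(r^{1/2-2})$ with $y$-derivatives $O(r^{1/2-3})$: again terms of order $\frac32$. For $x,y>0$ the contribution of $I$ is
\begin{equation}\label{eq:Ipart}
\frac{\mathbf g(y)\mathbf f(x)}{\pi i(x-y)}=\frac{(x/y)^{1/4}\sigma_1(x)c_1(y)-(y/x)^{1/4}c_1(x)\sigma_1(y)}{\pi(x-y)}.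
\end{equation}
At the points $-x,-y<0$ we have $\mathbf g(-y)\mathbf f(-x)=-i[(x/y)^{1/4}\sigma_2(x)c_2(y)-(y/x)^{1/4}c_2(x)\sigma_2(y)]$ and the denominator is $-\pi i(x-y)$, so the contribution is \eqref{eq:Ipart} with the index $1$ replaced by $2$. It remains to compare \eqref{eq:Ipart}, with index $j$, to $T_j$. We drop the index.

\emph{Removing the powers.} Replace $(x/y)^{\pm1/4}$ by $1$. The error consists of two terms with amplitudes $\frac{(x/y)^{\pm1/4}-1}{\pi(x-y)}=y^{-1}k_\pm(x/y)$ up to sign, where $k_\pm(z)=\frac{z^{\pm1/4}-1}{\pi(z-1)}$ is smooth on $(0,\infty)$. They are $O(r^{-1})$ with $y$-derivatives $O(r^{-2})$, hence terms of order $1$. What is left is $\frac{\sin(\psi(x)-\psi(y))}{\pi(x-y)}$, because $\sigma(x)c(y)-c(x)\sigma(y)=\sin(\psi(x)-\psi(y))$.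

\emph{Comparison with $T_j$.} In the $s$-variables the last kernel is $\frac{\sin(\psi(x)-\psi(y))}{\pi(s-t)}$, and by the choice of $\chi$ the numerator of $C_n(\chi(s),\chi(t))$ is the same sine. The singularity at $s=t$ prevents the use of Lemma~\ref{lem:trace} for either kernel, but it cancels in the difference. Let $z=\chi(s)-\chi(t)=r^{-\alpha}(s-t)q(s,t)$ with $q(s,t)=\int_0^1\xi'(t+v(s-t))\,dv$, and write $\frac1{2\sin(z/2)}=\frac1z+z\omega(z)$ with $\omega$ analytic near $0$. The difference of the two kernels is $\sin(\psi(x)-\psi(y))$ times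
\[
a(s,t)=\frac{\Omega(s,t)}{\pi(s-t)}-\frac1\pi\sqrt{\chi'(s)\chi'(t)}\;z\,\omega(z),\qquad\Omega(s,t)=1-\frac{\sqrt{\xi'(s)\xi'(t)}}{q(s,t)} .
\]
The second part of $a$ and its $t$-derivative are $O(r^{-2\alpha})$, since $\chi'$, $\chi''$ and $z$ are $O(r^{-\alpha})$. The function $\Omega$ vanishes for $s=t$. Each term of a partial derivative of $\Omega$ of order $1$ or $2$ contains a factor $\xi''$ or $\xi'''$, possibly averaged, while $\xi'$ and $q$ are bounded above and below; by \eqref{eq:xi} these derivatives are $O(r^{-\alpha})$. Hence $\frac{\Omega(s,t)}{s-t}=\int_0^1\partial_1\Omega(t+v(s-t),t)\,dv$ and its $t$-derivative are $O(r^{-\alpha})$. Expanding the sine into two products of a function of $s$ and a function of $t$, Lemma~\ref{lem:trace} bounds the trace norm by $O(r^{-\alpha})$, and the pointwise bound is that of $a$.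

Finally $T_j(s,s)=\frac n{2\pi}\chi_j'(s)=\frac L\pi\psi_j'(|x|)$; dividing by $L$ and using $r^{-\alpha}/L=r^{-1}$ gives \eqref{eq:density}.
\end{proof}

The largest errors come from the powers $(x/y)^{\pm1/4}$ and from $\Omega$, and both are of size $L/r$. For $\alpha=0$ they would not be small. This is why we work on windows shorter than $r$ and let $\alpha\downarrow0$ at the end. The condition $\alpha<\frac32$ says that the window contains many points: by \eqref{eq:density} their mean number is of order $Lr^{1/2}=r^\beta$.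

\section{Gaussian exponential moments}\label{sec:moments}

\subsection{Smooth statistics}

For real $f,g\in C_c^\infty((-2,2))$ let
\[
S(f)=\sum_if\Big(\frac{|x_i|-r}L\Big),\qquad X(f)=S(f)-\mathbb ES(f),
\]
\[
Q(f,g)=-\frac1{\pi^2}\iint f'(s)g'(t)\log|s-t|\,ds\,dt,\qquad Q(f)=Q(f,f).
\]
Since $\int f'=0$, the form $Q$ does not change if a constant is added to the logarithm; in particular it is invariant under a common affine change of variable in $f$ and $g$. For every real $s$ we have $f(s)=-\int f'(v)1_{s<v}\,dv$. Summing over the points gives $S(f)=-\int f'(v)N(r+Lv)\,dv$, hence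
\begin{equation}\label{eq:XD}
X(f)=-\int f'(v)\,D(r+Lv)\,dv .
\end{equation}
So $X(f)$ tests $D$ against functions of mean zero, and the following proposition says that, tested in this way, $v\mapsto D(r+Lv)$ behaves as a Gaussian field with covariance $-\frac1{\pi^2}\log|s-t|$. Below, $\|f'\|_{L^1}=\int|f'|$.

\begin{proposition}\label{prop:moments}
Fix $A\ge1$.
\begin{itemize}
\item[(a)] Uniformly over $f$ with $\|f\|_\infty,\|f'\|_{L^1}\le A$, we have $\mathbb Ee^{X(f)}\le C_A\,e^{\frac12Q(f)}$ for $r\ge r_0(A)$.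
\item[(b)] Let $0<\delta<\beta$ and $\eta=r^{-(\beta-\delta)}$. There is an integer $l_0=l_0(\alpha,\delta)$ such that, uniformly over $f$ that satisfy in addition $\|f^{(l)}\|_\infty\le A\eta^{-l}$ for $1\le l\le l_0+1$,
\[
\mathbb Ee^{X(f)}=e^{\frac12Q(f)}\big(1+O_A(r^{-\alpha})\big).
\]
\end{itemize}
\end{proposition}

In the $s$-variables the mean spacing of points is of order $r^{-\beta}$, so (b) allows $f$ to vary on scales down to $r^\delta$ spacings. Some such condition is needed: for $f$ concentrated on much less than one spacing, $S(f)=0$ with high probability, whereas $Q(f)$ is unchanged by scaling. The inequality (a) needs no condition on the scale. The proof uses three tools.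

\subsection{From the process to a Fredholm determinant}

\begin{lemma}\label{lem:fredholm}
For bounded measurable $h$ on $W$, $\mathbb E\prod_{x_i\in W}(1+h(x_i))=\det(1+h\widetilde K)_{L^2(W)}$ and $\mathbb E\sum_{x_i\in W}h(x_i)=\operatorname{Tr}(h\widetilde K)$.
\end{lemma}

\begin{proof}
We first show that for every smooth kernel $k$ on $W\times W$, $\operatorname{Tr}(hk)=\int_Wh(x)k(x,x)\,dx$ and
\begin{equation}\label{eq:series}
\det(1+hk)=\sum_{p\ge0}\frac1{p!}\int_{W^p}\prod_{i=1}^ph(y_i)\,\det\big(k(y_i,y_j)\big)\,dy .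
\end{equation}
Let $k(x,y)=\sum_{a=1}^{\nu}u_a(x)v_a(y)$ with bounded $u_a,v_a$. Then $\det(1+hk)$ is the determinant of the $\nu\times\nu$ matrix $\delta_{ab}+\int v_ahu_b$, that is, the sum of the principal minors of $(\int v_ahu_b)$. By the Cauchy--Binet formula $\det k(y_i,y_j)$ is the sum over $p$-element index sets $I$ of $\det(u_a(y_i))_{a\in I}\det(v_a(y_j))_{a\in I}$, and $\frac1{p!}$ times the integral of such a product against $\prod h(y_i)$ is the principal minor indexed by $I$. This proves \eqref{eq:series} for such $k$, and the trace formula is immediate. A smooth kernel is a $C^1$ limit of kernels that are polynomial on each pair of components. The left sides are continuous in the $C^1$ norm of $k$ by Lemma~\ref{lem:trace}. The right sides are continuous by dominated convergence, because Hadamard's inequality gives $|\det k(y_i,y_j)|\le p^{p/2}(\sup|k|)^p$ and $\sum_pp^{p/2}c^p/p!<\infty$ for every $c$.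

Now expand $\prod(1+h(x_i))=\sum_p\frac1{p!}\sum\prod_{l=1}^ph(x_{i_l})$, the inner sum over distinct indices. With $|h|$ in place of $h$, monotone convergence and \eqref{eq:dpp} show that the expectation is the right side of \eqref{eq:series} with $|h|$ and $k=\widetilde K$, which is finite. So the expectation may be taken term by term for $h$ itself, and \eqref{eq:dpp} and \eqref{eq:series} give the first claim. The second is \eqref{eq:dpp} with $p=1$.
\end{proof}

To replace $\widetilde K$ by $T$ with a \emph{relative} error in the determinant we must invert $1+hT$. A Neumann series is not available, since $h$ is not small; positivity of $1+h$ replaces it.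

\begin{lemma}\label{lem:resolvent}
Let $T$ be compact with $0\le T\le1$, and let $h$ be a real function with $e^{-A}\le1+h\le e^A$. Then $1+hT$ is invertible and $\|(1+hT)^{-1}\|\le1+e^{2A}$.
\end{lemma}

\begin{proof}
Let $(1+hT)u=v$. Since $T\ge T^2$,
\[
\langle v,Tu\rangle=\langle u,Tu\rangle+\langle hTu,Tu\rangle\ge\langle(1+h)Tu,Tu\rangle\ge e^{-A}\|Tu\|^2 .
\]
So $\|Tu\|\le e^A\|v\|$ and $\|u\|\le\|v\|+\|h\|_\infty\|Tu\|\le(1+e^{2A})\|v\|$. Thus $1+hT$ is injective, and it is invertible by the Fredholm alternative.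
\end{proof}

\subsection{Toeplitz determinants}

For a function $g$ on the circle let $\hat g(k)=\frac1{2\pi}\int_{-\pi}^\pi g(\theta)e^{-ik\theta}\,d\theta$ and $\Delta_n(g)=\det(\hat g(j-k))_{j,k=0}^{n-1}$. The matrix $(\hat g(j-k))$ represents $P_ngP_n$ on the range of $P_n$, so for bounded $g$
\begin{equation}\label{eq:toeplitz}
\det(1+(g-1)P_n)=\det(1+P_n(g-1)P_n)=\Delta_n(g).
\end{equation}
Our symbols depend on $r$ and become rough as $r\to\infty$, so we need an exact formula rather than a limit theorem for a fixed symbol. Let $\phi$ be smooth and real, $\phi_+=\sum_{k>0}\hat\phi(k)e^{ik\theta}$, $\phi_-=\overline{\phi_+}$ and $b=e^{\phi_--\phi_+}$. Let $\mathcal H(b)=(\hat b(j+k+1))_{j,k\ge0}$ be the Hankel operator on $\ell^2(\{0,1,\dots\})$ and $\Pi_n$ the projection onto the indices $\ge n$. The Borodin--Okounkov--Geronimo--Case formula states that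
\begin{equation}\label{eq:BOGC}
\Delta_n(e^\phi)=\exp\Big(n\hat\phi(0)+\sum_{k\ge1}k|\hat\phi(k)|^2\Big)\det\big(1-\Pi_n\mathcal H(b)\mathcal H(b)^*\Pi_n\big).
\end{equation}
(For complex symbols the formula has the matrix $(\hat c(-j-k-1))_{j,k\ge0}$ with $c=b^{-1}$ in place of $\mathcal H(b)^*$. For real $\phi$ the exponent $\phi_--\phi_+$ is imaginary, so $c=\bar b$ and $\hat c(-p)=\overline{\hat b(p)}$.) The entries of $\mathcal H(b)$ are matrix elements of multiplication by $b$ between the exponentials $e^{-i(k+1)\theta}$ and $e^{ij\theta}$, so $\|\mathcal H(b)\|\le\|b\|_\infty=1$. The eigenvalues $\nu_i$ of $\Pi_n\mathcal H(b)\mathcal H(b)^*\Pi_n$ therefore lie in $[0,1]$, and their sum is $\sum_{j\ge n,k\ge0}|\hat b(j+k+1)|^2=\sum_{p>n}(p-n)|\hat b(p)|^2$. Since $1-\sum\nu_i\le\prod(1-\nu_i)\le1$,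
\begin{equation}\label{eq:sandwich}
1-\Sigma\le\det\big(1-\Pi_n\mathcal H(b)\mathcal H(b)^*\Pi_n\big)\le1,\qquad\Sigma=\sum_{p>n}p\,|\hat b(p)|^2 .
\end{equation}
The right inequality holds for every symbol and gives part (a); the left one gives part (b) once $b$ is smooth on the scale $1/n$.

\begin{example}
Let $e^\phi=|1+\varrho e^{i\theta}|^2$ with $0<\varrho<1$. The Toeplitz matrix is tridiagonal, $\Delta_n=(1+\varrho^2)\Delta_{n-1}-\varrho^2\Delta_{n-2}$, and so $\Delta_n=1+\varrho^2+\dots+\varrho^{2n}=\frac{1-\varrho^{2n+2}}{1-\varrho^2}$. In \eqref{eq:BOGC}, $\hat\phi(0)=0$ and $|\hat\phi(k)|=\varrho^k/k$, so the exponential is $\frac1{1-\varrho^2}$. Further $b=\frac{1+\varrho e^{-i\theta}}{1+\varrho e^{i\theta}}$ has $\hat b(p)=(1-\varrho^2)(-\varrho)^p$ for $p\ge0$, so $\mathcal H(b)\mathcal H(b)^*=\varrho^2(1-\varrho^2)\,yy^T$ with $y_j=(-\varrho)^j$, and the only nonzero $\nu_i$ is $\varrho^{2n+2}$, as it should be. Near $\theta=\pi$ the symbol varies on the scale $1-\varrho$. As $\varrho\uparrow1$ the Gaussian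 factor diverges, and it still gives $\Delta_n$ up to $1+o(1)$ exactly when $n(1-\varrho)\to\infty$.
\end{example}

\subsection{Proof of Proposition~\ref{prop:moments}}

\emph{Step 1: reduction to CUE.} Let $h=e^f-1$, read as a function on both components of $W$; then $e^{-A}\le1+h\le e^A$. By Lemmas~\ref{lem:fredholm} and~\ref{lem:resolvent} and Proposition~\ref{prop:window},
\[
\mathbb Ee^{S(f)}=\det(1+hT)\det\big(1+(1+hT)^{-1}h\mathcal E\big)=\det(1+hT)\big(1+O_A(r^{-\alpha})\big).
\]
No symmetry of $\widetilde K$ is used here, only that of $T$. Let $\phi_j$ be the smooth function on the circle with $\phi_j(\chi_j(s))=f(s)$, extended by $0$. The unitary map of Section~\ref{sec:window} carries $hT_j$ to $e^{\phi_j}-1$ times the compression of $P_n$ to the arc. As $e^{\phi_j}-1$ vanishes off the arc, the cyclic property of the determinant and \eqref{eq:toeplitz} give $\det(1+hT_j)=\Delta_n(e^{\phi_j})$. Moreover $\operatorname{Tr}(fT_j)=\frac n{2\pi}\int f\chi_j'\,ds=n\hat\phi_j(0)$ and $|\operatorname{Tr}(f\mathcal E)|\le A\|\mathcal E\|_1$,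 so $\mathbb ES(f)=n\hat\phi_1(0)+n\hat\phi_2(0)+O_A(r^{-\alpha})$. The linear terms in \eqref{eq:BOGC} cancel against the mean: with $b_j$ the function $b$ for $\phi_j$,
\begin{equation}\label{eq:step1}
\mathbb Ee^{X(f)}=\big(1+O_A(r^{-\alpha})\big)\prod_{j=1}^2e^{\sum_{k\ge1}k|\hat\phi_j(k)|^2}\det\big(1-\Pi_n\mathcal H(b_j)\mathcal H(b_j)^*\Pi_n\big).
\end{equation}

\emph{Step 2: the quadratic form.} The series $-\log|2\sin\frac u2|=\sum_{k\ge1}\frac{\cos ku}k$ converges in $L^2$, and $|\int\phi_j'e^{-ik\theta}\,d\theta|^2=4\pi^2k^2|\hat\phi_j(k)|^2$. With $\phi_j'(\theta)\,d\theta=f'(s)\,ds$ this gives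
\[
\sum_{k\ge1}k|\hat\phi_j(k)|^2=-\frac1{4\pi^2}\iint f'(s)f'(t)\log\Big|2\sin\frac{\chi_j(s)-\chi_j(t)}2\Big|\,ds\,dt .
\]
With $z$ and $q$ as in the proof of Proposition~\ref{prop:window}, the logarithm is $\log|z|+O(z^2)$, and $q=\xi_j'(0)+O(r^{-\alpha})$. So it equals $\log(r^{-\alpha}\xi_j'(0))+\log|s-t|+O(r^{-\alpha})$ uniformly. The constant drops out, and the error contributes $O(A^2r^{-\alpha})$. Each $j$ thus contributes $\frac14Q(f)+O_A(r^{-\alpha})$; the parameters $r_j,s_j$ have disappeared. By \eqref{eq:step1} and the upper bound in \eqref{eq:sandwich}, (a) follows, and for (b) it remains to show that $\Sigma=O_A(r^{-\alpha})$ for $b=b_j$.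

\emph{Step 3: decay of $\hat b$.} Drop the index $j$, let constants depend on $A$ and $l_0$, and let $\hat\eta=r^{-\alpha}\eta$, the scale of $\phi$ on the circle. On the arc $\phi(\theta)=(f\circ\xi^{-1})(r^\alpha\theta)$. By \eqref{eq:xi}, $\xi'$ is bounded below and all derivatives of $\xi$ are bounded, so all derivatives of $\xi^{-1}$ are bounded. The $l$-th derivative of $f\circ\xi^{-1}$ is a sum of terms $f^{(l')}\circ\xi^{-1}$, $1\le l'\le l$, times products of derivatives of $\xi^{-1}$ (Fa\`a di Bruno's formula). As $\eta\le1$, it is $O(\eta^{-l})$, and $\|\phi^{(l)}\|_\infty\le C\hat\eta^{-l}$ for $1\le l\le l_0+1$.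

The exponent of $b$ is nonlocal in $\phi$: $b=e^{-i\tilde\phi}$, where
\[
\tilde g(\theta)=-i\sum_k\operatorname{sgn}(k)\hat g(k)e^{ik\theta}=\frac1{2\pi}\,\mathrm{p.v.}\!\int_{-\pi}^\pi g(\theta-u)\cot\frac u2\,du
\]
is the conjugate function, which commutes with differentiation. It is not bounded in the supremum norm, but the loss is logarithmic. Split the integral at $|u|=\hat\eta\le1$. For $|u|<\hat\eta$ subtract $g(\theta)$, which is allowed since the cotangent is odd, and use $|u\cot\frac u2|\le2$; for $|u|>\hat\eta$ use $|\cot\frac u2|\le2/|u|$. This gives $\|\tilde g\|_\infty\le C(\hat\eta\|g'\|_\infty+\|g\|_\infty\log\frac e{\hat\eta})$. With $g=\phi^{(l)}$ we get $\|\tilde\phi^{(l)}\|_\infty\le C\hat\eta^{-l}\log\frac e{\hat\eta}$ for $1\le l\le l_0$. The derivative $b^{(l_0)}$ is $b$ times a linear combination of products $\prod_i\tilde\phi^{(l_i)}$ with $l_i\ge1$ and $\sum l_i=l_0$, so $\|b^{(l_0)}\|_\infty\le C(\hat\eta^{-1}\log\frac e{\hat\eta})^{l_0}$. Integration by parts gives $|\hat b(p)|\le p^{-l_0}\|b^{(l_0)}\|_\infty$,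 and $\sum_{p>n}p^{1-2l_0}\le n^{2-2l_0}$ for $l_0\ge2$. Hence
\[
\Sigma\le Cn^2\Big(\frac{\log(e/\hat\eta)}{n\hat\eta}\Big)^{2l_0},\qquad n\hat\eta\ge r^{3/2-\alpha}\eta=r^\delta .
\]
Take any integer $l_0>(4+\alpha)/(2\delta)$; it is at least $2$ because $\delta<\frac32$. Since $n^2\le4r^3$ and $\log(e/\hat\eta)=O(\log r)$, we obtain $\Sigma\le Cr^{-1-\alpha}(\log r)^{2l_0}=O(r^{-\alpha})$. \qed

\section{The lower bound}\label{sec:lower}

\begin{proposition}\label{prop:lower}
For every $\alpha\in(0,\frac32)$, $\varepsilon>0$ and $\varsigma=\pm1$,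
\[
\lim_{r\to\infty}\mathbb P\Big(\sup_{r<x<r+r^{1-\alpha}}\varsigma D(x)\ge\Big(\frac{\sqrt2}\pi\Big(\frac32-\alpha\Big)-\varepsilon\Big)\log r\Big)=1 .
\]
\end{proposition}

\subsection{Local averages of the counting function}

Fix a smooth probability density $\rho$ with support in $(-1,1)$. Let $\rho_\ell(s)=\ell^{-1}\rho(s/\ell)$ and let $H_{a,\ell}(s)=\int_s^\infty\rho_\ell(v-a)\,dv$, a smooth step that decreases from $1$ to $0$ on $[a-\ell,a+\ell]$. For $[a-\ell,a+\ell]\subset(-2,2)$ put $\overline D(a,\ell)=\int\rho_\ell(v-a)D(r+Lv)\,dv$. A single step does not have compact support, but the difference of two does, and by \eqref{eq:XD}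
\begin{equation}\label{eq:diff}
X(H_{a,\ell}-H_{a',\ell'})=\overline D(a,\ell)-\overline D(a',\ell').
\end{equation}
So the window sees $D$ only relative to a reference average. The reference average depends on the points outside $W$, and this is the one place where the variance bound is used: by Jensen's inequality and \eqref{eq:var}, $\mathbb E\overline D(a,\ell)^2\le\int\rho_\ell(v-a)\operatorname{Var}N(r+Lv)\,dv\le C\log r$, and Chebyshev's inequality gives
\begin{equation}\label{eq:ref}
\mathbb P\big(|\overline D(a,\ell)|>(\log r)^{3/4}\big)\le C(\log r)^{-1/2}.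
\end{equation}

Fix $\delta\in(0,\beta)$ and let $\eta$, $l_0$ be as in Proposition~\ref{prop:moments}(b). Put $d=\lfloor\log(1/\eta)\rfloor$ and $t_k=e^{-k}/8$. For $a\in I=[\frac12,\frac34]$ and $0\le k\le d$ let $f_a^{(k)}=H_{a,t_k}-H_{1/8,1/8}$. This function rises from $0$ to $1$ on $[0,\frac14]$ and falls back to $0$ on $[a-t_k,a+t_k]\subset[\frac38,\frac78]$. For an integer $m\ge1$, $w=1/m$ and $p_j=(j-1)w$, $1\le j\le m$, we place a copy in each of $m$ blocks:
\[
f_{j,a}^{(k)}(s)=f_a^{(k)}\Big(\frac{s-p_j}w\Big)=\big(H_{p_j+wa,\,wt_k}-H_{p_j+w/8,\,w/8}\big)(s).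
\]
It takes values in $[0,1]$ and is supported in $[p_j,p_j+\frac78w]$. (The superscript $(k)$ on these functions is a scale index, not a derivative.)

\begin{lemma}\label{lem:cov}
There is a constant $c_0$ depending only on $\rho$ such that for all $m$, all $1\le i,j\le m$, all $a,a'\in I$ and $0\le k,l\le d$,
\begin{align}
\Big|\pi^2Q\big(f_{j,a}^{(k)},f_{j,a'}^{(l)}\big)-\min\Big\{\log\frac1{|a-a'|},k,l\Big\}\Big|&\le c_0,\label{eq:cov}\\
Q\big(f_{i,a}^{(k)},f_{j,a'}^{(l)}\big)&\le0\qquad(i\ne j).\label{eq:neg}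
\end{align}
\end{lemma}

\begin{proof}
By affine invariance it suffices to prove \eqref{eq:cov} for $f_a^{(k)}$ and $f_{a'}^{(l)}$. The derivative of $f_a^{(k)}$ is $\rho_{1/8}(\cdot-\frac18)-\rho_{t_k}(\cdot-a)$, so $\pi^2Q$ is a sum of four terms. The term with $\rho_{1/8}(\cdot-\frac18)$ in both factors is a finite constant depending on $\rho$. In the two mixed terms one density lives on $[0,\frac14]$ and the other on $[\frac38,\frac78]$, so $|s-t|\in[\frac18,1]$ and each term is at most $\log8$ in modulus. The last term is $-\mathbb E\log|\Xi|$, where $\Xi=a-a'+t_kU-t_lU'$ and $U,U'$ are independent with density $\rho$. Let $\lambda=\max\{|a-a'|,t_k,t_l\}$; then $\log\frac1\lambda$ differs from the minimum in \eqref{eq:cov} by at most $\log8$. Since $|\Xi|\le3\lambda$, the term is at least $\log\frac1\lambda-\log3$. If $|a-a'|>2(t_k+t_l)$, then $\lambda=|a-a'|$ and $|\Xi|\ge\lambda/2$, so the term is at most $\log\frac1\lambda+\log2$. Otherwise $\lambda\le4\max\{t_k,t_l\}$. Conditioning on the variable with the smaller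 coefficient shows that $\Xi/\lambda$ has density at most $4\|\rho\|_\infty$, and the term is at most $\log\frac1\lambda+4\|\rho\|_\infty\int_{-1}^1\log\frac1{|y|}\,dy=\log\frac1\lambda+8\|\rho\|_\infty$.

For $i\ne j$ the two functions, say $f$ and $g$, are nonnegative with disjoint compact supports. Since $\partial_s\partial_t\log|s-t|=(s-t)^{-2}$, two integrations by parts give $\pi^2Q(f,g)=-\iint f(s)g(t)(s-t)^{-2}\,ds\,dt\le0$.
\end{proof}

Estimate \eqref{eq:cov} is the analog of \eqref{eq:treecov}, and the negative correlation \eqref{eq:neg} will serve in place of the independence of the $m$ trees. Fix $\varsigma=\pm1$ and let $Y_j^{(k)}(a)=\varsigma\pi X(f_{j,a}^{(k)})$. For two such variables $Y,Y'$ write $\langle Y,Y'\rangle$ for $\pi^2Q$ of the corresponding functions. The functions $f_{j,a}^{(k)}$ have supremum norm at most $1$, the $L^1$ norm of the derivative is $2$, and the $l$-th derivative is at most $C_l(wt_k)^{-l}\le C_l(8m)^l\eta^{-l}$, because $t_k\ge e^{-d}/8\ge\eta/8$. Since $X$ is linear, Proposition~\ref{prop:moments}(b)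 with some $A=A(m)$ shows that for any three of the variables and any $|u_1|,|u_2|,|u_3|\le\sqrt2$,
\begin{equation}\label{eq:gauss}
\mathbb E\exp\Big(\sum_{i=1}^3u_iY_i\Big)=\exp\Big(\frac12\sum_{i,i'=1}^3u_iu_{i'}\langle Y_i,Y_{i'}\rangle\Big)\big(1+O_m(r^{-\alpha})\big),
\end{equation}
uniformly in all choices.

\subsection{The truncated second moment}

Fix $\gamma\in(0,\sqrt2)$, $\kappa\in(0,\gamma)$ with $\frac{\gamma^2}2+\gamma\kappa<1$, and integers $k_1,m\ge1$. Let $r$ be so large that $d\ge k_1$ and the last factor in \eqref{eq:gauss} lies in $[\frac12,2]$. Define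
\[
V_j(a)=\frac{e^{\gamma Y_j^{(d)}(a)}}{\mathbb Ee^{\gamma Y_j^{(d)}(a)}},\qquad
\mathcal G_j(a)=\big\{Y_j^{(d)}(a)\ge(\gamma-\kappa)d\big\}\cap\bigcap_{k=k_1}^d\big\{Y_j^{(k)}(a)\le(\gamma+\kappa)k\big\},
\]
\[
Z_j=\int_IV_j(a)1_{\mathcal G_j(a)}\,da,\qquad Z=\sum_{j=1}^mZ_j .
\]
By \eqref{eq:diff}, $Y_j^{(k)}(a)$ is continuous in $a$, so the integrands are jointly measurable and Fubini's theorem applies. In this subsection the constants $C,C'$ depend only on $\rho,\gamma,\kappa$, and $o(1)$ refers to $r\to\infty$ with everything else fixed. The block index is omitted when only one block is involved.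

\emph{First moment.} Let $k_1\le k\le d$. By \eqref{eq:cov}, $\langle Y^{(d)}(a),Y^{(k)}(a)\rangle$ and $\langle Y^{(k)}(a),Y^{(k)}(a)\rangle$ are within $c_0$ of $k$. Bounding the indicator by $e^{\kappa[Y^{(k)}(a)-(\gamma+\kappa)k]}$ and applying \eqref{eq:gauss} to numerator and denominator,
\[
\mathbb E\big[V(a)1_{\{Y^{(k)}(a)>(\gamma+\kappa)k\}}\big]\le e^{-\kappa(\gamma+\kappa)k}\,\frac{\mathbb Ee^{\gamma Y^{(d)}(a)+\kappa Y^{(k)}(a)}}{\mathbb Ee^{\gamma Y^{(d)}(a)}}\le Ce^{-\kappa(\gamma+\kappa)k+\gamma\kappa k+\kappa^2k/2}=Ce^{-\kappa^2k/2}.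
\]
With the bound $e^{\kappa[(\gamma-\kappa)d-Y^{(d)}(a)]}$ for the other indicator,
\[
\mathbb E\big[V(a)1_{\{Y^{(d)}(a)<(\gamma-\kappa)d\}}\big]\le Ce^{\kappa(\gamma-\kappa)d+[(\gamma-\kappa)^2-\gamma^2]d/2}=Ce^{-\kappa^2d/2}.
\]
Since $\mathbb EV(a)=1$ and $|I|=\frac14$, summing over $k\ge k_1$ gives $\mathbb EZ_j\ge\frac14(1-\vartheta-o(1))$ with $\vartheta=C'e^{-\kappa^2k_1/2}$.

\emph{One block.} We have $\mathbb EZ_j^2\le\iint_{I^2}\mathbb E[V(a)V(a')1_{\mathcal G(a)}]\,da\,da'$. If $|a-a'|>e^{-k_1}$, drop the indicator: by \eqref{eq:gauss} and \eqref{eq:cov} the integrand is at most $Ce^{\gamma^2\langle Y^{(d)}(a),Y^{(d)}(a')\rangle}\le Ce^{\gamma^2k_1}$. Otherwise either $e^{-k-1}<|a-a'|\le e^{-k}$ for some $k_1\le k<d$, or $|a-a'|\le e^{-d}$, and then we put $k=d$. In both cases \eqref{eq:cov} shows that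
\[
\langle Y^{(d)}(a),Y^{(d)}(a')\rangle,\quad\langle Y^{(d)}(a),Y^{(k)}(a)\rangle,\quad\langle Y^{(d)}(a'),Y^{(k)}(a)\rangle,\quad\langle Y^{(k)}(a),Y^{(k)}(a)\rangle
\]
are within $c_0+1$ of $k$. Use $1_{\mathcal G(a)}\le e^{\gamma[(\gamma+\kappa)k-Y^{(k)}(a)]}$ and apply \eqref{eq:gauss} to $\gamma Y^{(d)}(a)+\gamma Y^{(d)}(a')-\gamma Y^{(k)}(a)$. The variances of the first two variables cancel against the normalizations of $V(a)$ and $V(a')$, and the four brackets above enter with coefficients $\gamma^2,-\gamma^2,-\gamma^2,\frac12\gamma^2$. So the integrand is at most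
\[
C\exp\big(\gamma(\gamma+\kappa)k+\gamma^2k-\gamma^2k-\gamma^2k+\tfrac12\gamma^2k\big)=Ce^{(\gamma^2/2+\gamma\kappa)k}.
\]
The set of pairs $(a,a')$ with a given $k$ has measure at most $e^{-k}$. Since $\frac{\gamma^2}2+\gamma\kappa<1$, the sum over $k$ converges, and $\mathbb EZ_j^2\le C_1(k_1)$, independently of $m$ and $r$.

\emph{Two blocks.} For $i\ne j$, \eqref{eq:gauss} and \eqref{eq:neg} give $\mathbb E[V_i(a)V_j(a')]=e^{\gamma^2\langle Y_i^{(d)}(a),Y_j^{(d)}(a')\rangle}(1+o(1))\le1+o(1)$ uniformly, so $\mathbb E[Z_iZ_j]\le\frac1{16}(1+o(1))$. Here the precise factor $1+o(1)$ in \eqref{eq:gauss} is essential; a constant factor would leave us with a positive probability only.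

\emph{Conclusion.} For $\vartheta<1$ the Cauchy--Schwarz inequality gives
\begin{equation}\label{eq:CS}
\liminf_{r\to\infty}\mathbb P(Z>0)\ge\liminf_{r\to\infty}\frac{(\mathbb EZ)^2}{\mathbb EZ^2}\ge\frac{\frac{m^2}{16}(1-\vartheta)^2}{mC_1(k_1)+\frac{m^2}{16}}=\frac{(1-\vartheta)^2}{1+16C_1(k_1)/m}.
\end{equation}

\begin{proof}[Proof of Proposition~\ref{prop:lower}]
Choose $\gamma$ close to $\sqrt2$, then $\kappa$ and $\delta$ close to $0$, so that the conditions above hold and $\frac1\pi(\gamma-\kappa)(\beta-\delta)>\frac{\sqrt2}\pi\beta-\frac\varepsilon2$. Given $\varepsilon'>0$, choose $k_1$ and then $m$ so large that the right side of \eqref{eq:CS} exceeds $1-\varepsilon'$. On $\{Z>0\}$ there are $j$ and $a$ with $\varsigma X(f_{j,a}^{(d)})\ge\frac1\pi(\gamma-\kappa)d$. By \eqref{eq:diff},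
\[
X(f_{j,a}^{(d)})=\overline D(p_j+wa,wt_d)-B_j,\qquad B_j=\overline D\big(p_j+\tfrac w8,\tfrac w8\big).
\]
The first term is an average of $D(r+Lv)$ over $v\in(0,1)$, so $\varsigma$ times it is at most $\sup_{r<x<r+L}\varsigma D(x)$. The variables $B_j$ do not depend on $a$ and there are only $m$ of them, so $\max_j|B_j|\le(\log r)^{3/4}$ with probability tending to $1$ by \eqref{eq:ref}. On the intersection of the two events, since $d\ge(\beta-\delta)\log r-1$,
\[
\sup_{r<x<r+L}\varsigma D(x)\ge\frac{\gamma-\kappa}\pi\big((\beta-\delta)\log r-1\big)-(\log r)^{3/4}\ge\Big(\frac{\sqrt2}\pi\beta-\varepsilon\Big)\log r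
\]
for large $r$. So the lower limit of the probability in the proposition is at least $1-\varepsilon'$, for every $\varepsilon'>0$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
We prove the one-sided statement that is also needed later: for $\varsigma=\pm1$, $\varepsilon>0$ and $r>1$,
\begin{equation}\label{eq:onesided}
\mathbb P\Big(\sup_{x>r}\frac{\varsigma D(x)}{\log x}\ge C_*-\varepsilon\Big)=1 .
\end{equation}
Since $|D|\ge\varsigma D$, this contains both claims of the theorem. We may assume $\varepsilon<C_*$. Choose $\alpha\in(0,\frac32)$ with $\frac{\sqrt2}\pi\alpha<\frac\varepsilon3$ and apply Proposition~\ref{prop:lower} with $\varepsilon/3$. As $\frac{\sqrt2}\pi\cdot\frac32=C_*$, with probability tending to $1$ the supremum of $\varsigma D$ over the window is at least $(C_*-\frac{2\varepsilon}3)\log r>0$. On the window $\log x\le\log(2r)$, so on this event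
\[
\sup_{x>r}\frac{\varsigma D(x)}{\log x}\ge\Big(C_*-\frac{2\varepsilon}3\Big)\frac{\log r}{\log(2r)}\ge C_*-\varepsilon
\]
for large $r$. The events in \eqref{eq:onesided} decrease in $r$, so their probabilities are nonincreasing with limit $1$, and all of them equal $1$.
\end{proof}

\begin{remark}
The variance bound fixes the overall level of $D$ on the window, which is needed to treat $D$ and $-D$ separately. For $|D|$ alone it can be avoided. If $Z>0$ for both signs, there are $i,a,j,a'$ with $X(f_{i,a}^{(d)})-X(f_{j,a'}^{(d)})\ge\frac2\pi(\gamma-\kappa)d$, so $2\sup|D|\ge\sup D-\inf D\ge\frac2\pi(\gamma-\kappa)d+B_i-B_j$ on the window. By \eqref{eq:diff}, $B_i-B_j=X(g)$ for a function $g$ that depends only on $i,j,m$, and $\mathbb Ee^{\pm X(g)}\le C_m$ by Proposition~\ref{prop:moments}(a); so $\max_{i,j}|B_i-B_j|\le(\log r)^{3/4}$ with probability tending to $1$.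
\end{remark}

\section{The upper bound on a window and the proof of Theorem~\ref{thm:strong}}\label{sec:upper}

\emph{Part (i).} The lower bound for the maximum and the upper bound for the minimum are Proposition~\ref{prop:lower}. It remains to show that for every $c>\frac{\sqrt2}\pi\beta$ we have $\max_{0\le s\le1}|D(r+Ls)|\le c\log r+o(\log r)$ with probability tending to $1$. Two things have to be done: reduce the supremum to finitely many variables, and replace the sharp counting function by a smooth one. The monotonicity of $N$ does both, provided that we smooth at the scale of one spacing, where $\mu$ changes by $O(1)$. Proposition~\ref{prop:moments}(b) does not reach this scale, but (a) does, and a union bound needs no more.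

Let $\eta_0=r^{-\beta}$, $a_i=i\eta_0$ for $-1\le i\le\lceil1/\eta_0\rceil+2$, and $f_i=H_{a_i,\eta_0}-H_{-1,1/2}$. For large $r$, $f_i\in C_c^\infty((-2,2))$, $\|f_i\|_\infty\le1$ and $\|f_i'\|_{L^1}\le2$. By \eqref{eq:diff}, $X(f_i)=\overline D(a_i,\eta_0)-B$ with $B=\overline D(-1,\frac12)$, and $|B|\le(\log r)^{3/4}$ with probability tending to $1$ by \eqref{eq:ref}. By \eqref{eq:density}, for $s,v\in[-2,2]$ with $|s-v|\le3\eta_0$,
\begin{equation}\label{eq:muinc}
|\mu(r+Lv)-\mu(r+Ls)|\le Cr^{1/2}L\eta_0=C .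
\end{equation}
Let $s\in[0,1]$ and choose $0\le i\le\lceil1/\eta_0\rceil-1$ with $s\in[a_i,a_{i+1}]$. The density $\rho_{\eta_0}(\cdot-a_{i+2})$ is supported in $(a_{i+1},a_{i+3})$, to the right of $s$, and $\rho_{\eta_0}(\cdot-a_{i-1})$ is supported in $(a_{i-2},a_i)$, to the left of $s$; both supports are within $3\eta_0$ of $s$. Since $N$ is nondecreasing,
\[
\int\rho_{\eta_0}(v-a_{i-1})N(r+Lv)\,dv\le N(r+Ls)\le\int\rho_{\eta_0}(v-a_{i+2})N(r+Lv)\,dv .
\]
Subtracting $\mu(r+Ls)$ and using \eqref{eq:muinc}, we get $\overline D(a_{i-1},\eta_0)-C\le D(r+Ls)\le\overline D(a_{i+2},\eta_0)+C$. Therefore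
\[
\max_{0\le s\le1}|D(r+Ls)|\le\max_i|X(f_i)|+|B|+C .
\]

Expand $\pi^2Q(f_i)$ into four terms as in Lemma~\ref{lem:cov}. The term of $H_{-1,1/2}$ with itself is a constant; in the mixed terms $|s-t|\in[\frac14,3]$ for large $r$; and the term of $H_{a_i,\eta_0}$ with itself is $-\mathbb E\log|\eta_0(U-U')|=\beta\log r+O(1)$. So $Q(f_i)=\frac\beta{\pi^2}\log r+O(1)$ uniformly in $i$. For fixed $\lambda>0$, Proposition~\ref{prop:moments}(a) applied to $\pm\lambda f_i$ gives $\mathbb Ee^{\pm\lambda X(f_i)}\le C_\lambda r^{\lambda^2\beta/(2\pi^2)}$. Markov's inequality with $\lambda=\pi^2c/\beta$ yields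
\[
\mathbb P\big(|X(f_i)|\ge c\log r\big)\le2C_\lambda\,r^{-\lambda c+\lambda^2\beta/(2\pi^2)}=2C_\lambda\,r^{-\pi^2c^2/(2\beta)} .
\]
There are $O(r^\beta)$ indices $i$, and $\pi^2c^2/(2\beta)>\beta$ exactly when $c>\frac{\sqrt2}\pi\beta$. So $\max_i|X(f_i)|<c\log r$ with probability tending to $1$, and (i) is proved.

\emph{Part (ii).} Let $\varepsilon>0$ and choose $\alpha$ with $\frac{\sqrt2}\pi\alpha<\frac\varepsilon2$. For large $r$, $[r,r+r^{1-\alpha}]\subset[r,br]$, so Proposition~\ref{prop:lower} with $\varepsilon/2$ gives $\max_{[r,br]}\varsigma D\ge(C_*-\varepsilon)\log r$ with probability tending to $1$, for $\varsigma=\pm1$. In the other direction, $\max_{[r,br]}|D|\le\log(br)\sup_{x>r/2}|D(x)|/\log x$, which by \eqref{eq:upper} is at most $(C_*+\varepsilon)\log(br)$ with probability tending to $1$; and $\log(br)/\log r\to1$.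

\emph{Part (iii).} Intersect the events in \eqref{eq:onesided} over integers $r\ge2$ and $\varepsilon=1/k$, $k\ge1$. Since $\limsup_{x\to\infty}$ is the limit of $\sup_{x>r}$ as $r\to\infty$, almost surely $\limsup_{x\to\infty}\varsigma D(x)/\log x\ge C_*$ for both signs. The events in \eqref{eq:upper} increase with $r$ and their probabilities tend to $1$, so their union has probability $1$, and on it $\limsup|D(x)|/\log x\le C_*+\varepsilon$. Taking $\varepsilon=1/k$ gives $\limsup|D(x)|/\log x\le C_*$ almost surely. \qed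

\begin{thebibliography}{9}

\bibitem{Del} Delvaux, Int. Math. Res. Not. IMRN 2018.

\bibitem{DKZ} Delvaux, Kuijlaars and Zhang, Comm. Pure Appl. Math. 64 (2011).

\bibitem{DG} Duits and Geudens, Duke Math. J. 162 (2013).

\bibitem{Xu} Taiyang Xu, \emph{Moment generating function of the tacnode process}, arXiv:2606.17771 (2026).

\end{thebibliography}
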